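# The lowest eigenvalue of the open XXZ chain at $\Delta=-\tfrac12$ and a finite monoid of idempotents

## 1. Spin chains, magnetization sectors, idempotents and monoids

**Definition 1 (spins and one-site operators).** Let $\uparrow,\downarrow$ be the standard basis of $\mathbb C^2$, in this order. The chain of $N\ge 1$ sites has the space $(\mathbb C^2)^{\otimes N}$, with basis the $2^N$ words in $\uparrow,\downarrow$. An index on an operator says on which tensor factor it acts. Besides the Pauli matrices we use
$$\sigma^+=|\uparrow\rangle\langle\downarrow|,\qquad \sigma^-=|\downarrow\rangle\langle\uparrow|,\qquad D=|\downarrow\rangle\langle\downarrow|=\tfrac12(1-\sigma^z).$$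
Here $\langle\uparrow|,\langle\downarrow|$ (and $\langle\uparrow\downarrow|$, etc.) are coordinate functionals. A combination such as $x\langle\uparrow\downarrow|+\langle\downarrow\uparrow|$ is a row vector, and no complex conjugate is ever taken of its coefficients.

Example. One has
$$\tfrac12\left(\sigma^x_i\sigma^x_{j}+\sigma^y_i\sigma^y_{j}\right)=\sigma_i^+\sigma_j^-+\sigma_i^-\sigma_j^+ . \tag{1}$$
On two sites this operator exchanges $\uparrow\downarrow$ and $\downarrow\uparrow$, and kills $\uparrow\uparrow$ and $\downarrow\downarrow$.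

**Definition 2 (magnetization and sectors).** Let $M=\frac12\sum_{i=1}^N\sigma_i^z$. The eigenspace of $M$ with eigenvalue $m$ is called the sector $M=m$, and $\Pi_m$ is the projector onto it. Write $N=2n+\epsilon$ with $\epsilon\in\{0,1\}$; the sector $M=\epsilon/2$ is the one where up and down spins are as balanced as they can be.

Example. For $N=3$ we have $\epsilon=1$, and the sector $M=\frac12$ is spanned by $\uparrow\uparrow\downarrow$, $\uparrow\downarrow\uparrow$, $\downarrow\uparrow\uparrow$. The operator $\sigma^-_i$ lowers $M$ by $1$ and $\sigma_i^+$ raises it by $1$.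

**Definition 3 (the Hamiltonian).** For a non-zero parameter $x$ let
$$H = -\frac12 \sum_{i=1}^{N-1}\left( \sigma_i^x\sigma_{i+1}^x + \sigma_i^y\sigma_{i+1}^y + \Delta \sigma_i^z\sigma_{i+1}^z\right) + p\,\sigma_{1}^z+ p'\sigma_N^z,$$
$$\Delta=-\tfrac12,\qquad p=\tfrac12\left(\tfrac12-x\right),\qquad p'=\tfrac12\left(\tfrac12-\tfrac1x\right).$$
By (1), $H$ commutes with $M$. For real $x$ it is Hermitian. Throughout,
$$c=c(x)=x+\tfrac1x-1,\qquad\text{so that}\quad xc=x^2-x+1 .$$

Example. For $N=1$ both fields sit on the same site, and $p+p'=\frac12\left(1-x-\frac1x\right)=-\frac c2$. So $H=-\frac c2\sigma^z$.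

**Definition 4 (the number $E$).** Let
$$E=-\frac{3N-1}{4}-\frac{(1-x)^2}{2x}.$$
Since $\frac{(1-x)^2}{2x}=\frac12\left(x+\frac1x\right)-1=\frac{c-1}2$ and $\frac{3N-1}4=\frac34(N-1)+\frac12$, this is
$$E=-\tfrac34(N-1)-\tfrac c2 . \tag{2}$$

Example. For $N=1$, $E=-\frac c2$, which is the eigenvalue of $H=-\frac c2\sigma^z$ on $\uparrow$.

**Definition 5 (idempotents).** An operator $F$ is idempotent if $F^2=F$. It need not be Hermitian. A rank-one operator $F=|\alpha\rangle\langle\beta|$ satisfies $F^2=\langle\beta|\alpha\rangle F$, so it is idempotent exactly when $\langle\beta|\alpha\rangle=1$, that is, when its trace is $1$.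

Example. The two matrices
$$U=\begin{pmatrix}1&\frac1x\\0&0\end{pmatrix}=\begin{pmatrix}1\\0\end{pmatrix}\begin{pmatrix}1&\tfrac1x\end{pmatrix},\qquad F=\frac1{x^2}\begin{pmatrix}x-1\\x\end{pmatrix}\begin{pmatrix}x&1\end{pmatrix}=\begin{pmatrix}1-\frac1x&\frac{x-1}{x^2}\\1&\frac1x\end{pmatrix}$$
have rank one and trace one, so both are idempotent. For $x>0$ the norm of $U$ is $\sqrt{1+x^{-2}}>1$: a non-Hermitian idempotent can have norm larger than $1$.

**Definition 6 (the monoid generated by operators).** The monoid generated by operators $f_1,\dots,f_r$ is the set of all finite products of them, including the empty product $1$. It is a set of operators, so two words with the same value count once.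

Example. Put $\rho=(x\ \ 1)$, a row vector. For $U$ and $F$ above, $\rho U=\rho$, $U=\frac1x\binom10\rho$ and $F=\frac1{x^2}\binom{x-1}{x}\rho$. Hence $FU=F$. Also $\rho F=\frac{x(x-1)+x}{x^2}\rho=\rho$, so $UF=U$. The monoid generated by $U,F$ is $\{1,U,F\}$: it is finite.

Idempotents in general generate infinite monoids. Take
$$P_1=\begin{pmatrix}1&0\\0&0\end{pmatrix},\qquad P_2=\begin{pmatrix}2&2\\-1&-1\end{pmatrix}.$$
Both are idempotent, and $P_1P_2P_1=2P_1$, so $(P_1P_2)^k=2^{k-1}P_1P_2$ and the monoid is infinite. Moreover $P_1+P_2$ has trace $2$ and determinant $-1$, hence the eigenvalue $1+\sqrt2>2$. Keep this in mind: a sum of two idempotents can have spectral radius larger than $2$.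

We use the following textbook facts.

1. If $X\psi=\xi\psi$ with $\psi\ne0$, then $|\xi|^k\le\|X^k\|$ for all $k\ge 1$ (apply $X^k$ to $\psi$).
2. The trace is cyclic, and $\operatorname{tr}X^k=\sum_j\lambda_j^k$, where the $\lambda_j$ are the eigenvalues of $X$ repeated by algebraic multiplicity.
3. A $2\times2$ matrix $a$ over a commutative ring satisfies $a^2=(\operatorname{tr}a)\,a-\det a$ (Cayley–Hamilton).
4. The lowest eigenvalue of a Hermitian operator is at most $\langle\varphi|H|\varphi\rangle$ for every unit vector $\varphi$ (variational principle).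

## 2. The lowest eigenvalue over all sectors: problem and theorems

The problem comes from the paper of Jean Liénardy and Christian Walmsley Hagendorf, "The open XXZ chain at $\Delta=-1/2$ and totally-symmetric alternating sign matrices", arXiv:2509.09209 (2025). The following is known. For every $N\ge1$ and every non-zero $x$, $E$ is an eigenvalue of $H$ with an eigenvector in the sector $M=\epsilon/2$. If $x>0$, then $E$ is the lowest eigenvalue of $H$ restricted to this sector, and there it has multiplicity $1$. For real $x$ sufficiently close to the supersymmetric point $x=1$, $E$ is the lowest eigenvalue of $H$ on the whole space.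

The question is whether the last sentence holds for all $x>0$. In plain words: when we push the boundary fields far from the point $x=1$, can a state from an unbalanced sector ever drop below $E$? The answer is that it cannot.

**Theorem 1.** For $N\ge1$ and real $x>0$, $H-E\ge0$ on $(\mathbb C^2)^{\otimes N}$. Hence, $E$ being an eigenvalue, it is the lowest eigenvalue of $H$ on the whole space.

**Theorem 2.**

(a) For real $x>0$, $E$ is a simple eigenvalue of $H$ on the whole space, and the lowest eigenvalue in every sector $M=m\neq\epsilon/2$ is strictly larger than $E$.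

(b) For complex $x\ne0$ with $c\in[0,\infty)$ (that is, $x>0$ or $x=e^{i\theta}$ with $|\theta|\le\pi/3$), every eigenvalue $\eta$ of $H$ satisfies $|\eta-E-\Lambda|\le\Lambda$ with $\Lambda=N-1+c$. If $c>0$, then $E$ is an algebraically simple eigenvalue of $H$ and all other eigenvalues satisfy $\operatorname{Re}\eta>E$.

(c) For real $x<0$ and every $N\ge1$, the lowest eigenvalue of $H$ is at most $E-1$. So for real $x\ne0$, $E$ is the lowest eigenvalue of $H$ if and only if $x>0$.

The proof of Theorem 2 does not use the known results quoted above; in particular it proves again that $E$ is an eigenvalue when $c>0$.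

## 3. Chains of one and two sites, and the all-up vector

For $N=1$, $H=-\frac c2\sigma^z$ has eigenvalues $E=-\frac c2$ on $\uparrow$ and $E+c$ on $\downarrow$. For $x>0$ we have $x+\frac1x\ge2$, so $c\ge1$ and $E$ is the lower one. At $x=e^{\pm i\pi/3}$ we have $c=0$ and $H=0$, so $E=0$ is a double eigenvalue: the hypothesis $c>0$ in the second half of Theorem 2(b) cannot be dropped.

For $N=2$, formula (2) gives $E=-\frac34-\frac c2=-\frac14-\frac12\left(x+\frac1x\right)$. On $\uparrow\uparrow$ the Hamiltonian has the value $\frac14+p+p'=\frac14-\frac c2=E+1$. On $\downarrow\downarrow$ it has the value $\frac14+\frac c2=E+1+c=E+x+\frac1x$. In the sector $M=0$, in the basis $\uparrow\downarrow,\downarrow\uparrow$, it is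
$$\begin{pmatrix}-\frac14+\delta&-1\\-1&-\frac14-\delta\end{pmatrix},\qquad \delta=p-p'=\tfrac12\left(\tfrac1x-x\right).$$
Since $1+\delta^2=\frac14\left(x+\frac1x\right)^2$, its eigenvalues are $-\frac14\pm\frac12\left(x+\frac1x\right)$, that is, $E$ and $E+x+\frac1x$. So for $N=2$ the full list is
$$E,\qquad E+1,\qquad E+x+\tfrac1x\ \text{ (twice)},$$
and the statement holds. The eigenvector for $E$ is $x\uparrow\downarrow+\downarrow\uparrow$.

For every $N$, the vector $\uparrow\uparrow\cdots\uparrow$ has eigenvalue $\frac{N-1}4+p+p'=\frac{N-1}4-\frac c2=E+(N-1)$ by (2). As $x\to\infty$ both this eigenvalue and $E$ tend to $-\infty$ while their difference stays fixed. So comparing leading orders in large $x$ cannot separate the sectors.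

## 4. Positivity inside a sector and positivity on a bond

The first approach is positivity of matrix entries. Let $x>0$. By (1), within a sector the off-diagonal entries of $H$ are $0$ or $-1$, and a $-1$ occurs for each exchange of two unequal neighboring spins. Any two words with the same number of up spins are connected by such exchanges. By the Perron–Frobenius theorem, the lowest eigenvalue in each sector is simple, and an eigenvector with strictly positive entries belongs to it. For $N=2$ the vector $x\uparrow\downarrow+\downarrow\uparrow$ is positive, so $E$ is lowest in the sector $M=0$. The argument stops at the boundary of the sector: $H$ has no matrix element between different sectors, so positivity says nothing about their relative position, and for the other sectors we have no eigenvector in hand. Nor does continuity from $x=1$ suffice: an eigenvalue of another sector lies above $E$ near $x=1$, but that alone does not stop it from crossing $E$ later.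

The second approach is to write $H-E$ as a sum of non-negative terms, one for each bond. Distribute the fields and put
$$H=\sum_{i=1}^{N-1}h_i,\qquad h_i=-\tfrac12\left(\sigma_i^x\sigma_{i+1}^x+\sigma_i^y\sigma_{i+1}^y-\tfrac12\sigma_i^z\sigma_{i+1}^z\right)+\alpha_i\sigma_i^z+\beta_i\sigma^z_{i+1}.$$
On $\uparrow\downarrow,\downarrow\uparrow$ the term $h_i$ has the lower eigenvalue $-\frac14-\sqrt{1+(\alpha_i-\beta_i)^2}\le-\frac54$, whatever the fields. If $h_i-\kappa_i\ge0$ with $\sum_i\kappa_i=E$, then $E\le-\frac54(N-1)$. But at $x=1$ we have $E=-\frac{3N-1}4$, and $-\frac{3N-1}4>-\frac54(N-1)$ as soon as $N\ge3$. For $N=3$ this reads $-2>-\frac52$. So no such splitting exists at $x=1$ for $N\geq 3$.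

## 5. Bond idempotents with a telescoping correction

We now look for a splitting of $H-E$ into terms that are neither local nor Hermitian, but satisfy good algebraic relations. Let $g_i$ act on sites $i,i+1$ by
$$g\uparrow\uparrow=g\downarrow\downarrow=0,\qquad g\uparrow\downarrow=\left(1-\tfrac1x\right)\uparrow\downarrow+\downarrow\uparrow,\qquad g\downarrow\uparrow=\uparrow\downarrow+\tfrac1x\downarrow\uparrow .$$
We begin by checking that
$$H-E=(N-1)-\sum_{i=1}^{N-1}g_i+c\,D_1 . \tag{3}$$
We have
$$g_i=\tfrac12\left(\sigma^x_i\sigma^x_{i+1}+\sigma^y_i\sigma^y_{i+1}\right)+\tfrac14\left(1-\sigma^z_i\sigma^z_{i+1}\right)+\tfrac14\left(1-\tfrac2x\right)\left(\sigma_i^z-\sigma^z_{i+1}\right):$$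
the first term gives the exchange, and the other two give $\frac12+\frac12\left(1-\frac2x\right)=1-\frac1x$ on $\uparrow\downarrow$, $\frac12-\frac12\left(1-\frac2x\right)=\frac1x$ on $\downarrow\uparrow$, and $0$ on $\uparrow\uparrow,\downarrow\downarrow$. The differences $\sigma_i^z-\sigma_{i+1}^z$ telescope, and $cD_1=\frac c2-\frac c2\sigma_1^z$. Therefore
$$-\sum_i g_i+cD_1=-\tfrac12\sum_i\left(\sigma^x_i\sigma^x_{i+1}+\sigma^y_i\sigma^y_{i+1}-\tfrac12\sigma^z_i\sigma^z_{i+1}\right)-\tfrac{N-1}4+\tfrac c2+q\,\sigma_1^z+\left(\tfrac14-\tfrac1{2x}\right)\sigma_N^z,$$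
where $q=-\frac14+\frac1{2x}-\frac c2=\frac14-\frac x2=p$, and the coefficient of $\sigma_N^z$ is $p'$. So $H=-\sum_ig_i+cD_1+\frac{N-1}4-\frac c2$. Subtracting (2) gives (3).

If the $g_i$ were orthogonal projectors, (3) would prove Theorem 1. They are not. On $\uparrow\downarrow,\downarrow\uparrow$ the matrix of $g$ is $\begin{pmatrix}1-\frac1x&1\\1&\frac1x\end{pmatrix}$, with trace $1$ and determinant $\frac1x-\frac1{x^2}-1=-\frac cx$. Its characteristic polynomial $\lambda^2-\lambda-\frac cx$ is negative at $\lambda=1$ when $x>0$, so $g$ has an eigenvalue larger than $1$.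

The matrix becomes an idempotent of rank one if we lower its upper right entry by $\frac cx$, since then the determinant is $0$ and the trace is still $1$. This subtracts $\frac cx\sigma_i^+\sigma_{i+1}^-$ from $g_i$ and gives the matrix $F$ of Section 1. But now the sum over $i$ is no longer $\sum g_i$. To repair this without changing the bulk Hamiltonian, we subtract a difference instead: replace $\sigma_i^+\sigma_{i+1}^-$ by
$$\sigma_i^+A_{i+1}-\sigma_{i+1}^+A_{i+2},\qquad A_{N+1}=0,$$
where $A_k$ acts on sites $k,\dots,N$, starts with $\sigma_k^-$, and lowers $M$ by $1$. Summed over $i$ these differences leave only the boundary term $\sigma_1^+A_2$.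

What should $A_k$ be? Given $A_{k+1}$, a natural shape that lowers $M$ by one is
$$A_k=\sigma_k^-+\tau_kA_{k+1}+\kappa\,\sigma_k^+A_{k+1}^2,\qquad \tau=\mathrm{diag}(\tau_\uparrow,\tau_\downarrow),$$
with constants $\tau_\uparrow,\tau_\downarrow,\kappa$ to be found. Fix $i$. The operator $A_{i+2}$ commutes with everything on sites $i,i+1$, so write $s$ for it and treat it as a scalar indeterminate. Then $A_{i+1}$ becomes the $2\times2$ matrix
$$a=\sigma^-+s\tau+\kappa s^2\sigma^+$$
on site $i+1$, and the corrected bond operator becomes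
$$e=g-\tfrac cx\,\sigma^+\otimes\sigma^--\tfrac cx s\left(\sigma^+\otimes\tau-1\otimes\sigma^+\right)-\tfrac cx\kappa s^2\,\sigma^+\otimes\sigma^+ .$$
Its row $\downarrow\downarrow$ and its column $\uparrow\uparrow$ vanish. Since $\sigma^+\otimes\tau$ sends $\downarrow\uparrow\mapsto\tau_\uparrow\uparrow\uparrow$, $\downarrow\downarrow\mapsto\tau_\downarrow\uparrow\downarrow$, and $1\otimes\sigma^+$ sends $\uparrow\downarrow\mapsto\uparrow\uparrow$, $\downarrow\downarrow\mapsto\downarrow\uparrow$, the remaining entries are, with columns ordered $\uparrow\downarrow,\ \downarrow\uparrow,\ \downarrow\downarrow$,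
$$\begin{aligned}
\text{row }\downarrow\uparrow:&\quad \left(1,\ \tfrac1x,\ \tfrac{cs}x\right),\\
\text{row }\uparrow\downarrow:&\quad \left(1-\tfrac1x,\ \tfrac{x-1}{x^2},\ -\tfrac{cs}x\tau_\downarrow\right),\\
\text{row }\uparrow\uparrow:&\quad \left(\tfrac{cs}x,\ -\tfrac{cs}x\tau_\uparrow,\ -\tfrac{cs^2}x\kappa\right).
\end{aligned}\tag{4}$$
Here we used $1-\frac cx=1-\frac{x^2-x+1}{x^2}=\frac{x-1}{x^2}$. We ask that $e$ have rank one. Then the other rows must be $1-\frac1x$ and $\frac{cs}x$ times the row $\downarrow\uparrow$. For $c\ne0$ this forces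
$$\tau_\downarrow=\tfrac1x-1,\qquad \tau_\uparrow=-\tfrac1x,\qquad \kappa=-\tfrac cx . \tag{5}$$
So the rank-one demand on one bond fixes the whole recursion. We keep (5) also when $c=0$.

**Definition 7 (the operators $A_k,e_i,b,u$).** For fixed $x\in\mathbb C\setminus\{0\}$, let $\tau=\mathrm{diag}\left(-\frac1x,\frac1x-1\right)$, $A_{N+1}=0$ and, for $k=N,N-1,\dots,1$,
$$A_k=\sigma_k^-+\tau_kA_{k+1}-\tfrac cx\,\sigma_k^+A_{k+1}^2 .$$
Let
$$e_i=g_i-\tfrac cx\left(\sigma_i^+A_{i+1}-\sigma_{i+1}^+A_{i+2}\right)\ (1\le i\le N-1),\qquad b=D_1-\tfrac1x\sigma_1^+A_2,\qquad u=1-b .$$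
By induction $A_k$ acts on sites $k,\dots,N$ and lowers $M$ by $1$. So $e_i,b,u$ commute with $M$, and $e_i$ acts on sites $i,\dots,N$.

Example. For $N=3$: $A_3=\sigma_3^-$ and $A_2=\sigma_2^-+\tau_2\sigma_3^-$. As $\sigma^-\tau+\tau\sigma^-=(\tau_\uparrow+\tau_\downarrow)\sigma^-=-\sigma^-$, we get $A_2^2=-\sigma_2^-\sigma_3^-$, and
$$A_1=\sigma_1^-+\tau_1\sigma_2^-+\tau_1\tau_2\sigma_3^-+\tfrac cx\,\sigma_1^+\sigma_2^-\sigma_3^-.$$
For $N=2$: $e_1=g_1-\frac cx\sigma_1^+\sigma_2^-$ and $u=1-D_1+\frac1x\sigma_1^+\sigma_2^-$. In the sector $M=0$ these are the matrices $F$ and $U$ of Section 1; on $\uparrow\uparrow$ we have $e_1=0$, $u=1$, and on $\downarrow\downarrow$ both vanish. In the sector $M=0$,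
$$F+cU=\begin{pmatrix}1-\frac1x+c&\frac{x-1}{x^2}+\frac cx\\1&\frac1x\end{pmatrix}=\begin{pmatrix}x&1\\1&\frac1x\end{pmatrix}.$$
The two summands are not symmetric, but their sum is. It has eigenvalues $0$ and $x+\frac1x$.

**Lemma 1.** $H-E=\Lambda-X$ with $X=\sum_{i=1}^{N-1}e_i+c\,u$ and $\Lambda=N-1+c$.

**Proof.** The corrections telescope: $\sum_ie_i=\sum_ig_i-\frac cx\sigma_1^+A_2$, because $A_{N+1}=0$. Also $cb=cD_1-\frac cx\sigma_1^+A_2$. The boundary leftover is the same in both, so $-\sum_ie_i+cb=-\sum_ig_i+cD_1$. Hence, by (3), $H-E=(N-1)-\sum_ie_i+cb$. Since $cb=c-cu$, this is $\Lambda-X$. $\square$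

So Theorem 1 asks that the eigenvalues of $X$ be at most $\Lambda$, the sum of the weights in $X$. The triangle inequality does not give this: for $N=2$ and $x>0$ we saw $\|u\|\geq\|U\|>1$. And the pair $P_1,P_2$ of Section 1 shows that idempotency alone cannot give it. We need relations between the $e_i$ and $u$.

## 6. The relations between $e_1,\dots,e_{N-1}$ and $u$

**Lemma 2.**

1. $e_i^2=e_i$ and $u^2=u$.
2. $e_ie_j=e_je_i$ for $|i-j|\ge2$, and $ue_i=e_iu$ for $i\ge2$.
3. $e_{i+1}e_ie_{i+1}=e_{i+1}$ for $1\le i\le N-2$, and $e_1ue_1=e_1$.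

These are relations of a one-boundary Temperley–Lieb algebra with all loop weights equal to $1$. The proof takes six steps. We use several times
$$c-\tfrac1x=x-1,\qquad c-\tfrac1x+1=x,\qquad c-1=\tfrac{(x-1)^2}x,\qquad x-1+cx=x^2. \tag{6}$$

**Step 1: replace $A_{i+2}$ by an indeterminate, and factor $e_i$.** This step gives $e_i^2=e_i$. Let $R=\mathbb C[s]$. Sending a $4\times4$ matrix over $R$ with entries $f_{\alpha\beta}(s)$ to the operator with entries $f_{\alpha\beta}(A_{i+2})$ on sites $i,i+1$ is an algebra homomorphism, because $A_{i+2}$ commutes with all operators on sites $i,i+1$. So identities on these sites may be checked over $R$. In that picture $A_{i+1}$ is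
$$a=\begin{pmatrix}-\frac sx&-\frac{cs^2}x\\1&\left(\frac1x-1\right)s\end{pmatrix},\qquad \operatorname{tr}a=-s,\qquad \det a=s^2\left(-\tfrac1{x^2}+\tfrac1x+\tfrac cx\right)=s^2,$$
since $\frac cx=1-\frac1x+\frac1{x^2}$. Cayley–Hamilton gives
$$a^2=-sa-s^2. \tag{7}$$
Put
$$v=(x-1)\uparrow\downarrow+x\downarrow\uparrow,\quad v'=x\langle\uparrow\downarrow|+\langle\downarrow\uparrow|,\quad V=v+cs\uparrow\uparrow,\quad V'=v'+cs\langle\downarrow\downarrow| .$$
Then
$$e_i=x^{-2}|V\rangle\langle V'| . \tag{8}$$
Indeed, with the values (5) the rows in (4) are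
$$\tfrac1{x^2}\cdot x\,(x,1,cs),\qquad \tfrac1{x^2}(x-1)(x,1,cs),\qquad \tfrac1{x^2}\,cs\,(x,1,cs)$$
for $\downarrow\uparrow$, $\uparrow\downarrow$, $\uparrow\uparrow$ respectively. To see this entry by entry: the row $\downarrow\uparrow$ is $\left(1,\frac1x,\frac{cs}x\right)$; the row $\uparrow\downarrow$ is $\left(1-\frac1x,\frac{x-1}{x^2},\frac{(x-1)cs}{x^2}\right)$; the row $\uparrow\uparrow$ is $\left(\frac{cs}x,\frac{cs}{x^2},\frac{c^2s^2}{x^2}\right)$. Finally
$$\langle V'|V\rangle=\langle v'|v\rangle=x(x-1)+x=x^2,$$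
because $V'$ has no $\langle\uparrow\uparrow|$ part and $V$ no $\downarrow\downarrow$ part. So $e_i^2=x^{-4}x^2|V\rangle\langle V'|=e_i$.

**Step 2: the boundary operator.** This step gives $u^2=u$. We have $D\sigma^+=0$, $\sigma^+D=\sigma^+$, $(\sigma^+)^2=0$, and $A_2$ commutes with operators on site $1$. So $b^2=D_1-\frac1x\sigma_1^+D_1A_2=D_1-\frac1x\sigma_1^+A_2=b$, and $u=1-b$ is idempotent as well.

**Step 3: $A_i$ commutes with $e_i$.** This is the step behind all commutation relations. We show, over $R$,
$$A_iV=sV,\qquad V'A_i=sV'. \tag{9}$$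
In blocks with respect to site $i$,
$$A_i=\begin{pmatrix}\tau_\uparrow a&-\frac cxa^2\\1&\tau_\downarrow a\end{pmatrix},$$
with $a$ acting on site $i+1$.

For the column, the blocks of $V$ are $V_\uparrow=(cs,x-1)^T$ and $V_\downarrow=(x,0)^T$. First,
$$aV_\downarrow=(-s,x)^T,\qquad a^2V_\downarrow=-s\,aV_\downarrow-s^2V_\downarrow=\left((1-x)s^2,-xs\right)^T$$
by (7), and
$$aV_\uparrow=\left(-\tfrac{cs^2}x-\tfrac{cs^2(x-1)}x,\ cs-\tfrac{(x-1)^2}xs\right)^T=\left(-cs^2,s\right)^T$$
by (6). The lower block of $A_iV$ is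
$$V_\uparrow+\left(\tfrac1x-1\right)aV_\downarrow=\left(s\left(c-\tfrac1x+1\right),\ x-1+1-x\right)^T=(sx,0)^T=sV_\downarrow .$$
The upper block is
$$-\tfrac1xaV_\uparrow-\tfrac cxa^2V_\downarrow=\left(\tfrac{cs^2}x-\tfrac{cs^2(1-x)}x,\ -\tfrac sx+cs\right)^T=\left(cs^2,(x-1)s\right)^T=sV_\uparrow .$$

For the row, $V'_\uparrow=(0,x)$ and $V'_\downarrow=(1,cs)$. First,
$$V'_\uparrow a=\left(x,(1-x)s\right),\qquad V'_\uparrow a^2=-s\left(x,(1-x)s\right)-s^2(0,x)=(-xs,-s^2),$$
$$V'_\downarrow a=\left(-\tfrac sx+cs,\ -\tfrac{cs^2}x+cs^2\left(\tfrac1x-1\right)\right)=\left((x-1)s,-cs^2\right).$$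
The first block of $V'A_i$ is
$$-\tfrac1xV'_\uparrow a+V'_\downarrow=\left(0,\ s\left(1-\tfrac1x+c\right)\right)=(0,sx)=sV'_\uparrow .$$
The second block is
$$-\tfrac cxV'_\uparrow a^2+\left(\tfrac1x-1\right)V'_\downarrow a=\left(cs-\tfrac{(x-1)^2}xs,\ \tfrac{cs^2}x+cs^2\left(1-\tfrac1x\right)\right)=(s,cs^2)=sV'_\downarrow .$$
This proves (9). With (8), $A_ie_i=se_i=e_iA_i$, which means $A_ie_i=A_{i+2}e_i=e_iA_i$ as operators.

**Step 4: distant operators commute.** This step gives part 2. Let $k\le j$. Unrolling the recursion, $A_k$ is a polynomial in operators on sites $k,\dots,j-1$ and in $A_j$. The former commute with $e_j$, which acts on sites $\ge j$, and $A_j$ commutes with $e_j$ by Step 3. So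
$$A_ke_j=e_jA_k\qquad(k\le j). \tag{10}$$
Now let $j\ge i+2$. By Step 1, $e_i$ is built from operators on sites $i,i+1$ and from $A_{i+2}$. All of these commute with $e_j$. Similarly $u=1-D_1+\frac1x\sigma_1^+A_2$ commutes with $e_j$ for $j\ge2$.

**Step 5: neighboring bonds.** This step gives $e_{i+1}e_ie_{i+1}=e_{i+1}$. Call the sites $i,i+1,i+2$ simply $1,2,3$, and replace $A_{i+3}$ by $s$. Then $A_{i+2}$ becomes $a$ on site $3$, and Step 1 gives $e_i=x^{-2}V_{12}V'_{12}$, $e_{i+1}=x^{-2}V_{23}V'_{23}$, where for $\chi$ on site $3$, $\varphi$ on site $1$, and $\psi$ on the two remaining sites,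
$$V_{12}\chi=v\otimes\chi+c\uparrow\uparrow\otimes a\chi,\qquad V'_{12}(\psi\otimes\chi)=\langle v'|\psi\rangle\chi+c\langle\downarrow\downarrow|\psi\rangle a\chi,$$
$$V_{23}\varphi=\varphi\otimes V,\qquad V'_{23}(\varphi\otimes\psi)=\langle V'|\psi\rangle\varphi .$$
The product $V'_{23}V_{12}$ sends a vector on site $3$ to a vector on site $1$. Identifying both spaces with $R^2$, we claim that it is $x^2$ times the identity. We have
$$V_{12}\chi=\uparrow\otimes\left((x-1)\downarrow\otimes\chi+c\uparrow\otimes a\chi\right)+\downarrow\otimes\left(x\uparrow\otimes\chi\right).$$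
From the form of $V'$, $\langle V'|\uparrow\otimes\psi\rangle=x\psi_\downarrow$ and $\langle V'|\downarrow\otimes\psi\rangle=\psi_\uparrow+cs\psi_\downarrow$. So the $\uparrow$ component of $V'_{23}V_{12}\chi$ is
$$(x-1)(\chi_\uparrow+cs\chi_\downarrow)+cx\left(\chi_\uparrow+\left(\tfrac1x-1\right)s\chi_\downarrow\right)=(x-1+cx)\chi_\uparrow=x^2\chi_\uparrow,$$
since the terms in $\chi_\downarrow$ are $c(x-1)s+c(1-x)s=0$. The $\downarrow$ component is $x\cdot x\chi_\downarrow$. This proves the claim.

In the other order, $V_{23}\varphi=\varphi\otimes\left((x-1)\uparrow\downarrow+x\downarrow\uparrow+cs\uparrow\uparrow\right)$. For $\varphi=\uparrow$, only the part $x\,(\uparrow\downarrow)\otimes\uparrow$ survives $V'_{12}$ and gives $x^2\uparrow$. For $\varphi=\downarrow$, the parts $(\downarrow\uparrow)\otimes\left((x-1)\downarrow+cs\uparrow\right)$ and $x(\downarrow\downarrow)\otimes\uparrow$ give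
$$(x-1)\downarrow+cs\uparrow+cx\,a\uparrow=(x-1)\downarrow+cs\uparrow-cs\uparrow+cx\downarrow=x^2\downarrow .$$
So $V'_{12}V_{23}$ is also $x^2$ times the identity. Hence
$$e_{i+1}e_ie_{i+1}=x^{-6}V_{23}\left(V'_{23}V_{12}\right)\left(V'_{12}V_{23}\right)V'_{23}=x^{-2}V_{23}V'_{23}=e_{i+1}.$$

**Step 6: the bond at the boundary.** This step gives $e_1ue_1=e_1$. On sites $1,2$, with $A_3$ replaced by $s$, $b=D_1-\frac1x\sigma_1^+a$, and with $aV_\downarrow=(-s,x)^T$ from Step 3,
$$bV=x\downarrow\uparrow-\tfrac1x\uparrow\otimes aV_\downarrow=x\downarrow\uparrow+\tfrac sx\uparrow\uparrow-\uparrow\downarrow .$$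
Thus $\langle V'|bV\rangle=x\cdot(-1)+1\cdot x=0$, so $e_1be_1=0$ and $e_1ue_1=e_1^2-e_1be_1=e_1$. $\square$

## 7. Reduction of words to finitely many

Put $e_0=u$, $W_{-1}=\{1\}$, and let $W_r$ be the monoid generated by $e_0,\dots,e_r$. Write $W=W_{N-1}$. By part 2 of Lemma 2, every element of $W_{r-2}$ commutes with $e_r$, for $r\ge1$.

Example. In $W_1$ we have $e_0^2=e_0$, $e_1^2=e_1$ and $e_1e_0e_1=e_1$. Any alternating word that contains $e_1e_0e_1$ can be shortened, so $W_1=\{1,\ u,\ e_1,\ ue_1,\ e_1u,\ ue_1u\}$.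

**Lemma 3.** (a) For $0\le r\le N-1$, $W_r=W_{r-1}\cup W_{r-1}e_rW_{r-1}$. In particular $W$ is finite. (b) For $1\le r\le N-1$ and $w\in W_r$, $e_rwe_r=w'e_r$ for some $w'\in W_{r-2}$.

**Proof.** We induct on $r$. For $r=0$, (a) says $W_0=\{1,u\}$, which holds since $u^2=u$. Let $r\ge1$ and assume (a) for $r-1$.

**Step 1: (b) for $w\in W_{r-1}$.** This is where the relations enter. By (a) for $r-1$ there are two cases. If $w\in W_{r-2}$, then $e_rwe_r=we_r^2=we_r$. Otherwise $w=w_1e_{r-1}w_2$ with $w_1,w_2\in W_{r-2}$, and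
$$e_rwe_r=w_1\,e_re_{r-1}e_r\,w_2=w_1e_rw_2=w_1w_2e_r .$$
For $r=1$ the relation used is $e_1ue_1=e_1$; for $r\ge2$ it is $e_re_{r-1}e_r=e_r$.

**Step 2: (a) for $r$.** The purpose is to reduce the number of letters $e_r$ in a word to at most one. Between two consecutive letters $e_r$ stands an element $w$ of $W_{r-1}$. By Step 1, $e_rwe_r=w'e_r$ with $w'\in W_{r-2}\subseteq W_{r-1}$, so the word equals one with one letter $e_r$ fewer. Repeating this leaves at most one $e_r$.

**Step 3: (b) for all $w\in W_r$.** By Step 2 the only remaining case is $w=w_1e_rw_2$ with $w_1,w_2\in W_{r-1}$. Then Step 1, used twice, gives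
$$e_rwe_r=(e_rw_1e_r)w_2e_r=w_1'\,e_rw_2e_r=w_1'w_2'e_r,\qquad w_1',w_2'\in W_{r-2}.$$
Finiteness follows from (a): $|W_r|\le|W_{r-1}|+|W_{r-1}|^2$, starting from $|W_{-1}|=1$. $\square$

## 8. The spectral radius of $X$ and the proof of Theorem 1

Let $c\ge0$. By Lemma 3, $C=\max_{w\in W}\|w\|$ is finite. Expand
$$X^k=\left(e_1+\dots+e_{N-1}+c\,u\right)^k$$
into words of length $k$. Each word is an element of $W$, so its norm is at most $C$, no matter how large $k$ is. Its weight is $c$ to the number of letters $u$, which is non-negative, and the weights add up to $(N-1+c)^k=\Lambda^k$. Therefore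
$$\|X^k\|\le C\Lambda^k\qquad(k\ge1). \tag{11}$$
If $\xi$ is an eigenvalue of $X$, then $|\xi|^k\le C\Lambda^k$ for all $k\ge1$. Taking $k$-th roots and letting $k\to\infty$ gives $|\xi|\le\Lambda$ (and if $\Lambda=0$ the inequality gives $\xi=0$ at once). The constant $C$ may be much larger than $1$, but it disappears in the limit.

If $\eta$ is an eigenvalue of $H$, then by Lemma 1 $\Lambda-(\eta-E)$ is an eigenvalue of $X$. Hence
$$|\eta-E-\Lambda|\le\Lambda . \tag{12}$$

**Proof of Theorem 1.** Let $x>0$. Then $c\ge1$, so (12) holds. As $H$ is Hermitian, $\eta$ is real, and (12) says $0\le\eta-E\le2\Lambda$. So $H-E\ge0$. Since $E$ is an eigenvalue of $H$ (a known result, proved again in Section 9), it is the lowest one on the whole space. $\square$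

For $N=2$ we can compare with Section 3: $2\Lambda=2\left(x+\frac1x\right)$, and the numbers $\eta-E$ are $0,\ 1,\ x+\frac1x,\ x+\frac1x$, as (12) demands.

## 9. A rank-one word, traces, and the proof of Theorem 2(a),(b)

It remains to find how often the eigenvalue $\Lambda$ of $X$ occurs, and in which sector. The tool is an element of $W$ that absorbs everything between two copies of itself. Define words by
$$z_{-1}=1,\qquad z_0=u,\qquad z_r=z_{r-2}\,e_r\quad(1\le r\le N-1).$$
So $z_{N-1}=e_1e_3\cdots e_{N-1}$ for $N$ even, and $z_{N-1}=u\,e_2e_4\cdots e_{N-1}$ for $N$ odd ($z_0=u$ for $N=1$).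

**Lemma 4.** The operator $z=z_{N-1}$ is an idempotent of rank one, its range lies in the sector $M=\epsilon/2$, and $zwz=z$ for all $w\in W$.

**Proof.** **Step 1: the identity.** We show $z_rwz_r=z_r$ for all $w\in W_r$, by induction in steps of two. For $r=-1$ there is only $w=1$. For $r=0$, $W_0=\{1,u\}$ and $uwu=u$. For $r\ge1$, note that $z_{r-2}\in W_{r-2}$ commutes with $e_r$. By Lemma 3(b), $e_rwe_r=w'e_r$ with $w'\in W_{r-2}$, so
$$z_rwz_r=z_{r-2}\,e_rwe_r\,z_{r-2}=z_{r-2}w'e_rz_{r-2}=\left(z_{r-2}w'z_{r-2}\right)e_r=z_{r-2}e_r=z_r .$$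
With $r=N-1$ this is the identity of the lemma, and $w=1$ gives $z^2=z$.

**Step 2: the range.** The purpose is to see that on the vectors that occur, the non-local corrections switch off. For a vector $\chi$ on sites $i+2,\dots,N$ let $V_i\chi=v\otimes\chi+c\uparrow\uparrow\otimes A_{i+2}\chi$, a vector on sites $i,\dots,N$; this is $V$ with $s=A_{i+2}$. By (9), $A_iV_i=V_iA_{i+2}$. Suppose that $A_{i+2}\chi=0$. Then $V_i\chi=v\otimes\chi$, and
$$A_i(v\otimes\chi)=A_iV_i\chi=V_iA_{i+2}\chi=0 .$$
Moreover, by (8), on vectors $\varphi\otimes\chi$ with such a $\chi$ and any $\varphi$ on sites $1,\dots,i+1$, $e_i$ acts as $x^{-2}|v\rangle\langle v'|$ on sites $i,i+1$.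

Start at the right end with $A_{N+1}=0$, where $\chi$ is a scalar. The operator $e_{N-1}$ is $x^{-2}|v\rangle\langle v'|$ on the last two sites. Its range is $(\mathbb C^2)^{\otimes(N-2)}\otimes v$, and $A_{N-1}v=0$. On this range $e_{N-3}$ acts as $x^{-2}|v\rangle\langle v'|$ on its two sites, the new range is $(\mathbb C^2)^{\otimes(N-4)}\otimes v\otimes v$, and $A_{N-3}(v\otimes v)=0$. Continue in this way. For $N$ even, the range of $z$ is $\mathbb C\,v^{\otimes N/2}$. For $N$ odd, the range of $e_2e_4\cdots e_{N-1}$ is $\mathbb C^2\otimes v^{\otimes(N-1)/2}$, and $A_2$ vanishes on it, so there $u=1-D_1$; hence the range of $z$ is $\mathbb C\uparrow\otimes\,v^{\otimes(N-1)/2}$. As $x\ne0$, $v\neq0$, and since $\langle v'|v\rangle=x^2$, $z$ fixes the vector that we found. So the rank is one. As $v$ has magnetization $0$, the range lies in the sector $M=\epsilon/2$. $\square$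

**Proof of Theorem 2(b).** **Step 1: the admissible $x$, and the disc.** If $c$ is real, then $x+\frac1x$ is real. For $x=re^{i\theta}$ its imaginary part is $\left(r-\frac1r\right)\sin\theta$, so $x$ is real or $|x|=1$. For $x>0$, $c\ge1$. For $x<0$, $c\le-3$. For $x=e^{i\theta}$, $c=2\cos\theta-1$, which is $\ge0$ exactly for $|\theta|\le\pi/3$. So $c\in[0,\infty)$ means $x>0$ or $x=e^{i\theta}$ with $|\theta|\le\pi/3$. The first assertion of (b) is (12).

**Step 2: random words.** From here on $c>0$. The purpose is to see the powers of $X$ as averages over $W$. Let $P=X/\Lambda$. Draw letters independently, $e_i$ with probability $\frac1\Lambda$ for $1\le i\le N-1$, and $u$ with probability $\frac c\Lambda$. All these are strictly positive and add up to $1$. Let $\mu_k$ be the law, on the finite set $W$, of the product of $k$ letters. Then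
$$P^k=\sum_{w\in W}\mu_k(w)\,w .$$
Let $\ell\ge1$ be the length of the word $z$, and $\delta>0$ the probability that $\ell$ successive letters spell it. Put $J=\{w_1zw_2:\ w_1,w_2\in W\}$. If one of the $\lfloor k/\ell\rfloor$ disjoint blocks of $\ell$ letters spells $z$, then the product lies in $J$. So
$$\mu_k(W\setminus J)\le(1-\delta)^{\lfloor k/\ell\rfloor}\to0\qquad(k\to\infty).$$

**Step 3: traces in a sector.** The projector $\Pi_m$ commutes with $W$. For $w=w_1zw_2\in J$, we use $z=z^2$, cyclicity, and Lemma 4: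
$$\operatorname{tr}(\Pi_mw_1zw_2)=\operatorname{tr}(\Pi_m\,zw_2w_1z)=\operatorname{tr}(\Pi_mz)=\delta_{m,\epsilon/2}.$$
The last equality holds since $z$ is a rank-one idempotent with range in the sector $M=\epsilon/2$: $\Pi_mz$ is $z$, of trace $1$, or $0$. The finitely many elements of $W\setminus J$ have bounded traces, and their total probability tends to $0$. Therefore
$$\operatorname{tr}(\Pi_mP^k)\to\delta_{m,\epsilon/2}\qquad(k\to\infty). \tag{13}$$

**Step 4: from traces to multiplicities.** Let $\lambda_1,\dots,\lambda_d$ be the eigenvalues of $P$ in the sector $M=m$, with algebraic multiplicity. Then $\operatorname{tr}(\Pi_mP^k)=\sum_j\lambda_j^k$, and $|\lambda_j|\le1$ by Section 8. For $|\lambda|\le1$, $\lambda\ne1$,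
$$\left|\frac1K\sum_{k=1}^K\lambda^k\right|=\frac1K\left|\frac{\lambda(1-\lambda^K)}{1-\lambda}\right|\le\frac2{K|1-\lambda|}\to0\qquad(K\to\infty),$$
while for $\lambda=1$ the average is $1$. So the averages of $\operatorname{tr}(\Pi_mP^k)$ over $k=1,\dots,K$ converge to the algebraic multiplicity of the eigenvalue $1$ of $P$ in the sector. By (13) they converge to $\delta_{m,\epsilon/2}$. Hence $P$ has the eigenvalue $1$ with algebraic multiplicity one in the sector $M=\epsilon/2$, and not at all in any other sector.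

**Step 5: back to $H$.** By Lemma 1, $H=E+\Lambda(1-P)$, so the eigenvalue $1$ of $P$ corresponds to the eigenvalue $E$ of $H$, with the same algebraic multiplicity. Thus $E$ is an eigenvalue of $H$, algebraically simple on the whole space, with eigenvector in the sector $M=\epsilon/2$. By (2), $E$ is real, and the disc (12) has center $E+\Lambda$ and radius $\Lambda>0$; it meets $\{\operatorname{Re}\eta\le E\}$ only at $\eta=E$. So all other eigenvalues have $\operatorname{Re}\eta>E$. $\square$

**Proof of Theorem 2(a).** Let $x>0$, so that $c\ge1>0$ and $H$ is Hermitian. By (b), $E$ is simple on the whole space, and all other eigenvalues are larger. Since its eigenvector lies in the sector $M=\epsilon/2$, the number $E$ does not occur in another sector, and there the lowest eigenvalue is strictly larger than $E$. $\square$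

## 10. Negative $x$: a trial vector from $x=1$

The disc argument needs $c\ge0$, and for $x<0$ we have $c\le-3$. Here the conclusion itself fails. For $N=1$ this is visible by hand: $H=-\frac c2\sigma^z$ has the eigenvalue $E+c\le E-3$.

**Proof of Theorem 2(c).** Let $x<0$, and write $H(x)$, $E(x)$ for the dependence on $x$. The plan is to use a spin-flipped eigenvector from $x=1$ as a trial vector. At $x=1$, $p=p'=-\frac14$, and $E(1)=-\frac{3N-1}4$ is an eigenvalue of $H(1)$, by Theorem 2(b) with $c(1)=1$. Conjugation by $\sigma^x_1\cdots\sigma_N^x$ changes the sign of each $\sigma_i^z$ and keeps the bulk terms. So the Hamiltonian $\widetilde H$ with the same bulk terms and $p=p'=+\frac14$ has a unit eigenvector $\varphi$ with eigenvalue $E(1)$.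

For our $x<0$, $p=\frac14+\frac{|x|}2$ and $p'=\frac14+\frac1{2|x|}$. Hence
$$H(x)=\widetilde H+\tfrac{|x|}2\sigma_1^z+\tfrac1{2|x|}\sigma_N^z .$$
Since $\langle\varphi|\sigma_i^z|\varphi\rangle\le1$,
$$\langle\varphi|H(x)|\varphi\rangle\le E(1)+\tfrac12\left(|x|+\tfrac1{|x|}\right).$$
On the other hand,
$$E(x)=E(1)-\frac{(1-x)^2}{2x}=E(1)+\frac{(1+|x|)^2}{2|x|}=E(1)+1+\tfrac12\left(|x|+\tfrac1{|x|}\right).$$
So $\langle\varphi|H(x)|\varphi\rangle\le E(x)-1$, and by the variational principle the lowest eigenvalue of $H(x)$ is at most $E(x)-1$. Together with (a), for real $x\ne0$, $E$ is the lowest eigenvalue of $H$ if and only if $x>0$. $\square$
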